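# A weighted length that runs out: Ricci flow of biaxial metrics on the four-ball with a fixed boundary sphere

## 1. The weighted length of a collar

Take a metric on the closed four-ball which, away from the center, has the form
$$g=ds^2+a^2(\sigma_1^2+\sigma_2^2)+c^2\sigma_3^2 ,$$
where $s$ is radial arclength, $a,c$ are functions of the radius, and $\sigma_i$ are the left-invariant one-forms on $S^3$. Suppose that on the boundary $a=1$ and $c=\tau$, with $\tau$ a constant. Fix an interior sphere, labeled $x_0$, and form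
$$I=\int_{x_0}^{\partial M}a^{-3}\,e^{\psi^2}\,ds,\qquad \psi=\log\frac{c}{\tau a}. $$
This is the length of the collar between $x_0$ and the boundary, weighted so that the places where the spheres are large count for little. The factor $e^{\psi^2}$ measures how far the squashing of the spheres is from its boundary value.

Let $g$ evolve by Ricci flow with the boundary metric held fixed. We shall find initial metrics, depending on a large parameter $R$, for which $I(0)<3R^{-2}$ and
$$\frac{d}{dt}I^2\le-\frac15$$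
as long as the solution exists, up to time $45R^{-4}$. Since $\frac15\cdot45R^{-4}=9R^{-4}>I(0)^2$, the positive number $I^2$ would have to be negative by that time, so the solution does not last that long. This disproves a conjecture on the long-time behavior of the flow, which we now state.

## 2. Biaxial Bianchi-IX metrics, their Ricci flow, and Taub-NUT

**The forms.** Let $\sigma_1,\sigma_2,\sigma_3$ be the standard left-invariant one-forms on $SU(2)\cong S^3$, normalized by $d\sigma_1=\sigma_2\wedge\sigma_3$ and cyclically. Then $\frac14(\sigma_1^2+\sigma_2^2+\sigma_3^2)$ is the round unit sphere. The dual left-invariant fields $X_1,X_2,X_3$ therefore have round length $\frac12$. On $\mathbb R^4\cong\mathbb H$ they are the linear fields $X_i(q)=\frac12 q u_i$ with $u_i$ imaginary unit quaternions.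

**The ball.** Let $M=\overline{B^4}$ be the closed unit ball in $\mathbb H$, with $SU(2)$ acting by left multiplication and $U(1)$ by right multiplication by $e^{i\theta}$. The orbits of points $q\ne0$ are the spheres $\{|q|=x\}$. The origin, a fixed point, is called the nut. We write $x=|q|\in[0,1]$.

**Definition (biaxial Bianchi-IX metric).** It is a smooth Riemannian metric on $M$, smooth up to $\partial M$ and across the origin, which on $M\setminus\{0\}$ has the form
$$g=N(x)^2dx^2+a(x)^2(\sigma_1^2+\sigma_2^2)+c(x)^2\sigma_3^2,\qquad N,a,c\ \text{smooth and positive on }(0,1].$$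
If $s$ is arclength from the nut, smoothness forces in particular $a,c\to0$ and $da/ds,\,dc/ds\to\frac12$ as $s\to 0$.

*Example.* The flat ball of radius $\ell$ is $N=\ell$, $a=c=\ell x/2$, because the round sphere of radius $\ell x$ is $\frac14\ell^2x^2(\sigma_1^2+\sigma_2^2+\sigma_3^2)$. Here $a=s/2$.

**Definition (solution).** Fix $L>0$ and $0<\tau<1$, and let $h=L^2(\sigma_1^2+\sigma_2^2+\tau^2\sigma_3^2)$ on $\partial M=S^3$. The initial metric $g_0$ is any biaxial Bianchi-IX metric with $a(1)=L$, $c(1)=\tau L$. A solution on $[0,T)$ is a family $g(t)$ of biaxial Bianchi-IX metrics on $M$, with functions $N(t,x),a(t,x),c(t,x)$, such that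

- (i) $g$ is smooth on $M\times(0,T)$, including up to $\partial M$;
- (ii) $\partial_tg=-2\,\mathrm{Ric}_{g(t)}$ on $M\times(0,T)$;
- (iii) the metric induced on $\partial M$ is $h$ for all $t\in(0,T)$, that is, $a(t,1)=L$ and $c(t,1)=\tau L$;
- (iv) $g(t)\to g_0$ as $t\to0$, uniformly on $M$ and in $C^\infty$ on compact subsets of $M\setminus\partial M$.

No higher-order compatibility between $g_0$ and $h$ at the corner $t=0$, $x=1$ is assumed. Two solutions are identified if they differ by time-dependent $SU(2)\times U(1)$-equivariant diffeomorphisms fixing $\partial M$ pointwise. Long-time existence means that a solution exists on $[0,\infty)$. Convergence to $g_\infty$ means that $\varphi_t^*g(t)\to g_\infty$ in every $C^k(M)$ for some equivariant diffeomorphisms $\varphi_t$.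

**Definition (Taub-NUT family).** For $n>0$ it consists of the Ricci-flat metrics
$$g_n=\tfrac14\,\tfrac{r+n}{r-n}\,dr^2+\tfrac14(r^2-n^2)(\sigma_1^2+\sigma_2^2)+n^2\,\tfrac{r-n}{r+n}\,\sigma_3^2,$$
with nut at $r=n$, restricted to $n\le r\le r_0$ with boundary isometric to $(S^3,h)$. For these metrics
$$\frac{c^2}{a^2}=\frac{4n^2(r-n)}{(r+n)(r^2-n^2)}=\frac{4n^2}{(r+n)^2},\qquad\text{so}\qquad \frac ca=\frac{2n}{r+n}.$$
This ratio falls from $1$ at the nut to $\tau$ at $r_0$, so $r_0/n=2/\tau-1$. The condition $a(r_0)=L$ reads $n^2(r_0^2/n^2-1)=4L^2$. So $n$ and $r_0$ exist and are unique.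

The following conjecture is taken from G. Holzegel, T. Schmelzer, C. Warnick, "Ricci Flow of Biaxial Bianchi IX Metrics", arXiv:0706.1694 (2007).

**Conjecture.** For any biaxial Bianchi-IX symmetric initial data with Taub-NUT topology $\overline{B^4}$, the Ricci flow admits long-time existence and converges to a member of the Taub-NUT family.

**Answer.** The conjecture is false, for every $L>0$ and every $0<\tau<1$: for each $h$ there are explicit initial data for which every solution has $T\le45R^{-4}L^2$, with $R$ arbitrarily large. Short-time existence is neither used nor claimed. If some such data admit no solution at all, the conjecture fails for them as well.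

If $g(t)$ is a solution with constant $L$, then $L^{-2}g(L^2t)$ is one with constant $1$. **From now on $L=1$**; times scale by $L^2$.

## 3. The flow as two heat equations on an interval

Put $ds=N\,dx$, so that $\partial_s=N^{-1}\partial_x$ points toward $\partial M$, and
$$b=\log a,\quad\varphi=\log\frac ca,\quad\psi=\varphi-\log\tau,\quad\alpha=b_s,\quad\beta=\varphi_s,$$
$$W=\alpha^2+\beta^2,\qquad Z=a^2W=a_s^2+a^2\varphi_s^2,\qquad E=e^{2\varphi}=\frac{c^2}{a^2}.$$
On $\partial M$ we have $b=0$ and $\psi=0$. The quantity $Z$ is invariant under scaling; for the flat ball it equals $\frac14$.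

**Step 1: curvature.** The goal is the Ricci tensor in these variables. Right multiplication by the unit quaternions $u_i$ changes the sign of two of the $\sigma$'s and fixes the third. It preserves $g$, hence $\mathrm{Ric}$, so $\mathrm{Ric}$ is diagonal in $\partial_s,X_1,X_2,X_3$. The shape operator of the orbits has eigenvalues $(\log a)_s,(\log a)_s,(\log c)_s$, that is, $k=(\alpha,\alpha,\alpha+\beta)$. So
$$H=3\alpha+\beta,\qquad Q:=|\mathrm{II}|^2=2\alpha^2+(\alpha+\beta)^2=3\alpha^2+2\alpha\beta+\beta^2 .$$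
The Riccati equation gives the sectional curvature of the plane of $\partial_s$ and the $i$-th direction as $-(k_i)_s-k_i^2$. The Gauss equation lowers the tangential part of the Ricci curvature by $k_i(H-k_i)$. Together,
$$\mathrm{Ric}_{ii}=\mathrm{Ric}^\Sigma_{ii}-(k_i)_s-Hk_i,\qquad \mathrm{Ric}_{ss}=-H_s-Q .$$
For the intrinsic part we recall Milnor's formula. If $[e_2,e_3]=\lambda_1e_1$ and cyclically, in an orthonormal frame, and $\mu_i=\frac12(\lambda_1+\lambda_2+\lambda_3)-\lambda_i$, then $\mathrm{Ric}(e_1,e_1)=2\mu_2\mu_3$ and cyclically. Here, up to a common sign, $\lambda_1=\lambda_2=\frac1c$ and $\lambda_3=\frac c{a^2}$. So $\mu_1=\mu_2=\frac c{2a^2}$, $\mu_3=\frac1c-\frac c{2a^2}$, and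
$$\mathrm{Ric}^\Sigma_{11}=\mathrm{Ric}^\Sigma_{22}=\frac1{a^2}-\frac{c^2}{2a^4},\qquad \mathrm{Ric}^\Sigma_{33}=\frac{c^2}{2a^4}.$$
For $a=c=\frac12$ this gives $2,2,2$, as it should for the unit sphere.

**Step 2: the evolution equations.** We convert $\partial_tg=-2\mathrm{Ric}$, with $\partial_t$ taken at fixed $x$. Since $b_t=-\mathrm{Ric}_{11}$, $(\log c)_t=-\mathrm{Ric}_{33}$ and $N_t/N=-\mathrm{Ric}_{ss}$, writing $\Delta u=u_{ss}+Hu_s$ we get
$$b_t=\Delta b-\rho,\qquad\varphi_t=\Delta\varphi+f,\qquad N_t=N(H_s+Q),\tag{1}$$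
$$\rho=\Big(1-\frac E2\Big)e^{-2b},\qquad f=(1-E)e^{-2b}.$$
For the second equation, subtract: $-\frac E2e^{-2b}+(1-\frac E2)e^{-2b}=f$.

The derivatives $\partial_t$ and $\partial_s$ do not commute: $[\partial_t,\partial_s]=-(N_t/N)\partial_s=-(H_s+Q)\partial_s$. Hence
$$\alpha_t=(\alpha_s+H\alpha-\rho)_s-(H_s+Q)\alpha=\Delta\alpha-Q\alpha-\rho_s,$$
and in the same way for $\beta$. So
$$\alpha_t=\Delta\alpha-Q\alpha-\rho_s,\qquad\beta_t=\Delta\beta-Q\beta+f_s.\tag{2}$$

**Three checks by hand.** On the flat ball $b=\log(s/2)$, $\varphi=0$, $E=1$, $H=3/s$, so $\Delta b=-\frac1{s^2}+\frac3{s^2}=\frac2{s^2}$ and $\rho=\frac12\cdot\frac4{s^2}$: it is stationary.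

On Taub-NUT, $\partial_s=2\sqrt{\frac{r-n}{r+n}}\,\partial_r$ and $\varphi=\log\frac{2n}{r+n}$. So
$$\beta=-2(r-n)^{1/2}(r+n)^{-3/2},\quad\alpha=\frac{2r}{(r+n)^{3/2}(r-n)^{1/2}},\quad H=\frac{4r+2n}{(r+n)^{3/2}(r-n)^{1/2}} .$$
Then $\beta_s=\frac{4r-8n}{(r+n)^3}$, $H\beta=-\frac{8r+4n}{(r+n)^3}$, and $\Delta\varphi=-\frac{4(r+3n)}{(r+n)^3}$. On the other side, $f=\big(1-\frac{4n^2}{(r+n)^2}\big)\frac4{r^2-n^2}=\frac{4(r+3n)}{(r+n)^3}$. So $\Delta\varphi+f=0$, as stationarity requires.

Third, on a stretch where $a$ and $c$ are constant in space, (1) gives $(a^2)_t=-(2-E)$ at that instant. A cylinder with $a$ of size $R$ thus shrinks on the time scale $R^2$. Our solutions will end much earlier, so the shrinking of a large cylinder is not what ends them.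

**Step 3: regularity at the nut and at $t=0$.** This justifies the continuity used below. Along a ray $q=xu$, $|u|=1$, we have $X_i=\frac12xuu_i$, so $a^2=g(X_1,X_1)=x^2A$ and $c^2=x^2C$, where $A=\frac14g(uu_1,uu_1)$ and $C=\frac14g(uu_3,uu_3)$ are positive. Since $a^2$ and $c^2$ are smooth rotation-invariant functions on the ball, $A,C$ are smooth functions of $x^2$. At the origin $g$ is an $SU(2)$-invariant inner product on $\mathbb R^4$, and $SU(2)$ is transitive on directions, so it is $N(0)^2$ times the Euclidean one. Thus $A(0)=C(0)=\frac14N(0)^2$. Therefore $\varphi=\frac12\log(C/A)$ is a smooth function of $x^2$ near the nut. At the nut $\varphi=0$, $a_s=\sqrt{A(0)}/N(0)=\frac12$, $a\varphi_s=0$, so $Z=\frac14$.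

As $N^2,A,C$ are values of $g$ on fixed vectors, (iv) makes $N,A,C$, hence $a$ and $\varphi$, continuous on $M\times[0,T)$, with $t=0$ included. The $C^\infty$ convergence in the interior makes $Z$ continuous on $(M\setminus\partial M)\times[0,T)$. In particular $H(x_0,t)$ is continuous up to $t=0$ for each interior $x_0$.

## 4. Integrals $\int F(b,\varphi)\,ds$ and the boundary term

Let $F=F(b,\varphi)$ be $C^2$ and $x_0\in(0,1)$. By (1), and since $F_{ss}=F_bb_{ss}+F_\varphi\varphi_{ss}+\mathrm{Hess}F$,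
$$\partial_tF=F_{ss}+HF_s-\mathrm{Hess}F-F_b\rho+F_\varphi f,\qquad \mathrm{Hess}F=F_{bb}\alpha^2+2F_{b\varphi}\alpha\beta+F_{\varphi\varphi}\beta^2 .$$
Also $\partial_t(ds)=(H_s+Q)\,ds$, and $F_{ss}+HF_s+H_sF=(F_s+HF)_s$. So for $t>0$
$$\frac d{dt}\int_{x_0}^1F\,ds=\big[(F_b+3F)\alpha+(F_\varphi+F)\beta\big]_{x_0}^1+\int_{x_0}^1\big(FQ-\mathrm{Hess}F-F_b\rho+F_\varphi f\big)ds.\tag{3}$$

**Plain length does not work.** The first thing to try is $F=1$, the length of the collar. Then (3) reads $D'=H(1,t)-H(x_0,t)+\int Q\,ds$. The Dirichlet condition fixes $b$ and $\varphi$ at $x=1$ but leaves $\alpha$ and $\beta$ there free, so nothing in sight controls $H(1,t)$. The four-volume is no better: the density $F=e^{3b+\varphi}$ gives the boundary term $2e^{3b+\varphi}H$. What we can hope for is one sign on $\beta(1,t)$: if $\psi\ge0$ everywhere, then $\psi=0$ at $x=1$ forces $\beta(1,t)\le0$. So we need $F$ with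
$$F_b+3F=0\quad\text{and}\quad F_\varphi+F\ge0\qquad\text{at }b=0,\ \psi=0 .$$

**The round case by hand.** Let $\tau=1$ and $\varphi\equiv0$. (This value of $\tau$ lies outside the conjecture and is only a model.) Take $F=e^{-3b}=a^{-3}$, for which $F_b+3F=0$ identically. Here $Q=3\alpha^2$, $\rho=\frac12a^{-2}$, and $J=\int_{x_0}^1a^{-3}ds$ satisfies
$$J'=-6\int a^{-3}\alpha^2ds+\frac32\int a^{-5}ds .$$
By Cauchy–Schwarz, with $a(1)=1$,
$$J\int a^{-3}\alpha^2ds\ge\Big(\int a^{-3}|\alpha|\,ds\Big)^2\ge\Big(\frac{1-a(x_0)^{-3}}3\Big)^2 .$$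
Suppose that $a\ge\frac9{10}$ on the collar and $a(x_0)\ge10$. Then $\frac32\int a^{-5}\le2J$, and the square above is at least $0.11$. So $(J^2)'\le4J^2-1.32$. If $J(0)^2\le0.1$, then $J^2$ falls at rate at least $0.92$, and these suppositions cannot persist beyond time $J(0)^2/0.92$. The whole effect comes from $a$ being large inside and $1$ at the boundary. On the flat ball and on Taub-NUT $a\le1$ throughout, and there is no contradiction.

**Where $a^{-3}$ stops working.** In the squashed case $F=e^{-3b}$ gives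
$$FQ-\mathrm{Hess}F=F\,(-6\alpha^2+2\alpha\beta+\beta^2),$$
which is positive where $\alpha=0\neq\beta$, and we have no bound for $\int a^{-3}\beta^2ds$. To correct the sign we want $F_{\varphi\varphi}\ge2F$ without spoiling the condition at the boundary. The factor $e^{\psi^2}$ does this: its $\varphi$-derivative vanishes at $\psi=0$, and it contributes $2F\beta^2$ to the Hessian. For $F_1=e^{-3b+\psi^2}$ we have
$$F_{1,b}=-3F_1,\quad F_{1,\varphi}=2\psi F_1,\quad F_{1,bb}=9F_1,\quad F_{1,b\varphi}=-6\psi F_1,\quad F_{1,\varphi\varphi}=(2+4\psi^2)F_1,$$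
$$\frac{F_1Q-\mathrm{Hess}F_1}{F_1}=-6\alpha^2+(2+12\psi)\alpha\beta-(1+4\psi^2)\beta^2 .\tag{4}$$
The price is the cross term $12\psi\alpha\beta$, harmless for small $\psi$, and a term $(1+2\psi)F_1\beta$ at $x_0$.

So four things must hold during the short life of the solution: $a(x_0,t)$ stays large, $\psi$ stays small on the collar, $\beta(x_0,t)$ is bounded, and $I$ stays small enough to dominate the lower-order terms. The next section fixes initial data with room for this.

## 5. A large bulb closed by a steep collar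

**Theorem 1.** Let $0<\tau<1$, $R\ge100(1+\log\frac1\tau)$, and let $g_0$ be a biaxial Bianchi-IX metric with boundary metric $h$, $L=1$. Suppose that for some $x_0\in(0,1)$, with $s_0$ the signed $g_0$-arclength from $x_0$:

- (H1) $\tau\le c_0/a_0\le1$ and $a_0\le R$ on $M$;
- (H2) $\mathrm{dist}_{g_0}(x_0,\partial M)\ge\frac32R$; $Z_0\le20$ where $|s_0|<R$; $a_0\ge\frac34R$ and $\psi_0\le\frac1{20}$ where $|s_0|\le R/400$;
- (H3) $a_0\ge1$ and $\psi_0\le\frac1{20}$ on $[x_0,1]$;
- (H4) $\int_{x_0}^1a_0^{-3}\,ds\le2.9\,R^{-2}$.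

Then every solution on $[0,T)$ with initial data $g_0$ has $T\le45R^{-4}$.

**Data satisfying the hypotheses.** Let $\varepsilon=\frac1{10}R^{-2}$, let $s\in[0,7R+\varepsilon]$ be arclength from the nut, with $N$ constant in $x$, and take:

- $a_0=s/2$ for $s\le R$; $a_0$ smooth, nondecreasing and $\le\frac9{10}R$ on $[R,3R]$; $a_0=\frac9{10}R$ on $[3R,7R]$; $a_0$ smoothly decreasing from $\frac9{10}R$ to $1$ on $[7R,7R+\varepsilon]$, with $\partial_sa_0<0$ at the end;
- $c_0=a_0e^{\varphi_0}$ with $\varphi_0$ smooth and nonincreasing, $\varphi_0=0$ for $s\le R$, $\varphi_0=\log\tau$ for $s\ge3R$.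

Near the nut this is flat, hence smooth. At the boundary $a_0=1$ and $c_0=\tau$. (H1) is clear. Put $x_0$ at $s=5R$. The set $|s_0|<R$ is $4R<s<6R$, where $a_0=\frac9{10}R$, $\psi_0=0$, $Z_0=0$. The distance to $\partial M$ is $2R+\varepsilon$. This is (H2), and (H3) is clear. Finally
$$\int_{x_0}^1a_0^{-3}ds\le\frac{2R}{(0.9R)^3}+\varepsilon\le(2.744+0.1)R^{-2}<2.9R^{-2} .$$

**Theorem 2.** The conjecture is false for every $L>0$ and $0<\tau<1$: for every such pair there are biaxial Bianchi-IX data on $\overline{B^4}$ with boundary metric $h$ admitting no solution on $[0,\infty)$, and a fortiori no convergence to a Taub-NUT metric.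

Theorem 2 follows from Theorem 1, these data, and scaling. Sections 6–10 prove Theorem 1.

## 6. Zeroth-order bounds and the four bootstrap conditions

**Step 4: bounds on all of $M$.** The first use of the maximum principle is to show that (H1) persists on $M\times[0,T)$:
$$\log\tau\le\varphi\le0,\qquad a\le R.\tag{5}$$

*Upper bound for $\varphi$.* If $\varphi>0$ somewhere, then for small $\delta>0$ and some $t'$ the maximum of $\varphi-\delta t$ over $M\times[0,t']$ is positive. It is attained at a point with $t>0$ (as $\varphi_0\le0$) and $x\in(0,1)$ (as $\varphi=0$ at the nut and $\varphi=\log\tau<0$ at $x=1$). There $\varphi_t\ge\delta$. But $\varphi_s=0$, $\varphi_{ss}\le0$, so $\varphi_t\le f=(1-e^{2\varphi})e^{-2b}<0$, a contradiction.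

*Lower bound for $\varphi$.* If $\varphi<\log\tau$ somewhere, take a negative minimum of $\varphi-\log\tau+\delta t$. It has $t>0$ and $x\in(0,1)$, since at $x=0$ and $x=1$ this function is $\ge0$. There $\varphi_t\le-\delta$, while $\varphi_t\ge f>0$ because $\varphi<\log\tau<0$. Contradiction.

*Bound for $a$.* If $a>R$ somewhere, the maximum of $a$ over some $M\times[0,t']$ exceeds $R$ and is attained at $t>0$, $x\in(0,1)$, since $a=0$ at the nut and $a=1<R$ on $\partial M$. There $b_t\ge0$, but $b_t\le-\rho<0$ since $E\le1$. Contradiction.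

Consequently $0<E\le1$, $0\le\psi\le\log\frac1\tau$, and
$$\tfrac12e^{-2b}\le\rho\le e^{-2b},\qquad0\le f\le e^{-2b}.\tag{6}$$
Since $\psi\ge0=\psi|_{x=1}$,
$$\beta(1,t)\le0.\tag{7}$$

**Step 5: the bootstrap.** Put $\bar t=45R^{-4}$ and suppose, for contradiction, that $T>\bar t$. Note $\bar t<\frac1{60}$. Let
$$s(x,t)=\int_{x_0}^xN\,dx',\qquad D(t)=s(1,t),\qquad F_1=e^{-3b+\psi^2},\qquad I_1(t)=\int_{x_0}^1F_1\,ds,$$
and consider
$$\text{(B1) }a(x_0,t)>\tfrac R2,\quad\text{(B2) }\psi(x_0,t)<\tfrac1{10},\quad\text{(B3) }D(t)>R,\quad\text{(B4) }I_1(t)<3R^{-2}.$$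
By Step 3 all four quantities are continuous on $[0,\bar t\,]$. At $t=0$, (H2) gives (B1), (B2), (B3), the distance from $x_0$ to $\partial M$ being $D(0)$. By (H3) and (H4), $I_1(0)\le e^{1/400}\cdot2.9\,R^{-2}\le2.91R^{-2}$, which gives (B4). Let $t_1\in(0,\bar t\,]$ be the supremum of the $t'\le\bar t$ such that (B1)–(B4) hold on $[0,t']$, and let $t_2<t_1$ be arbitrary. Until the end of Section 9 everything is on $[0,t_2]$, with constants independent of $t_2$.

(B4) is the quantity we want to run down. Its evolution needs $a$, $\psi$ and $\beta$ at $x_0$. The bound on $\beta(x_0,t)$ comes from an interior estimate on the ball of radius $R$ about $x_0$. That ball must stay away from $\partial M$, which is (B3).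

**Step 6: bounds on the collar.** We need $a$ not much below $1$ and $\psi$ small on $[x_0,1]$. By (1),
$$(\partial_t-\Delta)a^2=-2a^2\rho-4a^2\alpha^2=-(2-E)-4a^2\alpha^2 .$$
At an interior spatial minimum of $a^2$ on $[x_0,1]$ we have $\alpha=0$, $\Delta a^2\ge0$, so $(a^2)_t\ge-2$. Also $a\ge1$ at $x=x_0$ by (B1), at $x=1$, and at $t=0$ by (H3). If $a^2<1-2t$ somewhere, then for some small $\delta>0$ the function $a^2-1+2t+\delta t$ has a negative minimum. It lies at $t>0$ with $x_0<x<1$, and there $(a^2)_t\le-2-\delta$, a contradiction. So $a^2\ge1-2t\ge\frac{29}{30}$.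

At an interior maximum of $\psi$ on $[x_0,1]$, $\psi_t\le f\le e^{-2b}\le2$. On the two ends and at $t=0$ we have $\psi\le\frac1{10}$. The same argument gives $\psi\le\frac1{10}+2t\le\frac16$. Altogether,
$$b\ge-0.02,\qquad0\le\psi\le\tfrac16,\qquad e^{-2b}\le1.04\qquad\text{on }[x_0,1].\tag{8}$$

## 7. Two functionals with the same boundary condition

**Step 7: the functional $I_1$.** The aim is a differential inequality for $I_1$ with a strongly negative term. Apply (3) to $F_1$. Since $F_{1,b}+3F_1=0$, the boundary expression is $(1+2\psi)F_1\beta$. At $x=1$ it is $\beta(1,t)\le0$ by (7). At $x_0$ its absolute value is at most $1.2F_1|\beta|$ by (B2). By (4) and $2+12\psi\le4$,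
$$\frac{F_1Q-\mathrm{Hess}F_1}{F_1}\le-6\alpha^2+4|\alpha\beta|-\beta^2=-2\alpha^2-(2|\alpha|-|\beta|)^2\le-2\alpha^2 .$$
The zeroth-order terms are $F_1(3\rho+2\psi f)\le F_1(3+\frac13)(1.04)\le4F_1$. Finally, by Cauchy–Schwarz, $F_1\ge e^{-3b}$, $b(1)=0$ and $b(x_0)\ge\log\frac R2\ge1$,
$$I_1\int_{x_0}^1F_1\alpha^2ds\ge\Big(\int_{x_0}^1e^{-3b}|b_s|\,ds\Big)^2\ge\Big(\frac{e^{-3b(1)}-e^{-3b(x_0)}}3\Big)^2\ge\Big(\frac{1-e^{-3}}3\Big)^2\ge\frac1{10}.$$
Therefore
$$I_1'\le1.2\,F_1(x_0)|\beta(x_0)|+4I_1-\frac1{5I_1}.\tag{9}$$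

**Step 8: a functional that bounds $D$ from below.** For (B3) we need to know that the collar does not become short. Length itself meets the uncontrolled boundary term, so we look for $F$ equal to a negative constant $-k$ where $b$ is large (so that $-\int F$ is essentially $kD$) and with $F_b+3F=0$ at $b=0$. Try $F=y^3-k$ with $y=(y_0-b)_+$. At $b=0$ the condition reads $3y_0^2=3(y_0^3-k)$, so $k=y_0^3-y_0^2$, positive exactly when $y_0>1$. On the other hand, we shall need $4y^3\le6y$, that is, $y^2\le\frac32$. So $y_0$ must lie between $1$ and $\sqrt{3/2}\approx1.2247$, with a margin because $b$ may fall to $-0.02$. The choice $y_0=\frac65$ gives $k=1.728-1.44=0.288$. To handle $\beta^2$ we add $2\psi^2$. So let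
$$y=\Big(\frac65-b\Big)_+,\qquad F_2=y^3-0.288+2\psi^2,\qquad I_2=\int_{x_0}^1F_2\,ds .$$
$F_2$ is $C^2$ in $(b,\varphi)$, since $u\mapsto u_+^3$ is $C^2$. Apply (3).

*Boundary term at $x=1$.* There $F_2=1.44$, $F_{2,b}=-3(1.44)$ and $F_{2,\varphi}=4\psi=0$. So the term is $1.44\,\beta(1,t)\le0$.

*Claim: $F_2Q\le\mathrm{Hess}F_2=6y\alpha^2+4\beta^2$.* If $F_2\le0$ this is clear, as $Q=2\alpha^2+(\alpha+\beta)^2\ge0$ and the right side is nonnegative. If $F_2>0$, use $Q\le4\alpha^2+2\beta^2$. By (8), $2\psi^2\le\frac1{18}<0.288$, so $F_2\le y^3$. Also $y\le1.22$ and $1.22^2=1.4884<1.5$, so $4y^3\le6y$. Finally $2y^3\le2(1.22)^3<4$.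

*Zeroth-order terms.* Since $3y^2+4\psi\le4.47+0.67<6$ and, by $a\le R$, $e^{-2b}=e^be^{-3b}\le RF_1$,
$$-F_{2,b}\rho+F_{2,\varphi}f=3y^2\rho+4\psi f\le6e^{-2b}\le6RF_1 .$$

*Boundary term at $x_0$.* There $b\ge\log\frac R2>\frac65$, so $y=0$, $F_{2,b}=0$, $|F_2|\le0.288$ and $|F_{2,\varphi}|\le0.4$. With $|H|=|3\alpha+\beta|\le\sqrt{10}\sqrt W$,
$$|F_{2,s}+HF_2|(x_0)\le(0.4+0.288\sqrt{10})\sqrt{W(x_0)}\le2\sqrt{W(x_0)} .$$
Hence
$$I_2'\le2\sqrt{W(x_0,t)}+6R\,I_1.\tag{10}$$

Both (9) and (10) need a bound for $W(x_0,t)$. We turn to it now.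

## 8. An interior gradient estimate around $x_0$

Let
$$\kappa=\sup_{[0,t_2]}|H(x_0,t)|,\qquad X=\sup_{[0,t_2]}\sqrt{Z(x_0,t)} .$$
Both are finite by continuity. Since $\sqrt W=\sqrt Z/a$ and $a(x_0,t)>\frac R2$, we have $\kappa\le\sqrt{10}\cdot\frac{2X}R$.

**Step 9: the equation for $W$.** With $G=\alpha_s^2+\beta_s^2$, (2) gives
$$(\partial_t-\Delta)W=-2QW-2G-2\alpha\rho_s+2\beta f_s .$$
Since $E_s=2\beta E$, we have $\rho_s=-e^{-2b}\big(E\beta+(2-E)\alpha\big)$ and $f_s=-e^{-2b}\big(2E\beta+2(1-E)\alpha\big)$. So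
$$-2\alpha\rho_s+2\beta f_s=e^{-2b}\big[(4-2E)\alpha^2+(6E-4)\alpha\beta-4E\beta^2\big]\le e^{-2b}(4\alpha^2+4|\alpha\beta|)\le6e^{-2b}W,$$
using $|6E-4|\le4$. Moreover $W_s=2(\alpha\alpha_s+\beta\beta_s)$, so $W_s^2\le4WG$.

**Step 10: a cut-off whose equation sees only $H(x_0,t)$.** The danger in localizing is that $\Delta s=H$, and $H$ at a general point is what we do not control. But the length itself moves. From (1), $s_t=\int_{x_0}^x(H_s+Q)\,ds=H(x,t)-H(x_0,t)+\int_{x_0}^xQ\,ds$. So $H(x,t)$ cancels: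
$$(\partial_t-\Delta)s=s_t-H=-H(x_0,t)+\int_{x_0}^xQ\,ds,\tag{11}$$
and the last integral has the sign of $s$.

Let $\eta=(1-s^2/R^2)^2$ for $|s|<R$, and $\eta=0$ otherwise. With $u=s/R$ we have $\eta_s=-\frac4Ru(1-u^2)$ and $\eta_{ss}=\frac{12u^2-4}{R^2}$ inside. So
$$|\eta_s|\le\frac2R,\qquad-\eta_{ss}\le\frac4{R^2},\qquad\frac{\eta_s^2}\eta=\frac{16u^2}{R^2}\le\frac{16}{R^2}.$$
Since $\eta_s$ has the sign of $-s$, the $Q$-integral contributes with the good sign, and
$$(\partial_t-\Delta)\eta=\eta_s(\partial_t-\Delta)s-\eta_{ss}\le\frac{2\kappa}R+\frac4{R^2}\qquad(|s|<R).\tag{12}$$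

**Step 11: the maximum principle for $\eta Z$.** We bound $Z$ near $x_0$ in terms of $\kappa$. By (B3) and compactness of $[0,t_2]$, $D-R$ has a positive minimum. As $N$ is bounded above, the supports of $\eta(\cdot,t)$ lie in one compact subset of $M\setminus\partial M$, which may contain the nut. So $Y=\eta Z=\eta e^{2b}W$ is continuous on $M\times[0,t_2]$. We claim
$$Y\le K:=8\kappa R+368.\tag{13}$$

At $t=0$, $Y\le20\le K$ by (H2). If (13) fails, then for some $\delta>0$ there is a first time $t^*>0$ with $\max Y(\cdot,t^*)=K+\delta$, attained at some $x^*$. At the nut $Y\le Z=\frac14$, so $x^*\in(0,1)$, and at $(x^*,t^*)$ we have $|s|<R$, $W>0$, $Z\ge Y>20$, $Y_t\ge0$, $Y_s=0$, $Y_{ss}\le0$. Put $\zeta=\eta_s/\eta$. From $Y_s=0$ we get $W_s/W=-(2\alpha+\zeta)$. In general $(\partial_t-\Delta)\log u=\frac{(\partial_t-\Delta)u}u+\frac{u_s^2}{u^2}$. Using it for $W$, with $-2G/W\le-\frac12W_s^2/W^2$ from Step 9,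
$$(\partial_t-\Delta)\log W\le-2Q+6e^{-2b}+\tfrac12\frac{W_s^2}{W^2}=-2Q+6e^{-2b}+\tfrac12(2\alpha+\zeta)^2 .$$
Adding $(\partial_t-\Delta)2b=-2\rho$ and the term for $\log\eta$,
$$0\le\frac{Y_t}Y\le(\partial_t-\Delta)\log Y\le-2Q+6e^{-2b}+\tfrac12(2\alpha+\zeta)^2-2\rho+\frac{(\partial_t-\Delta)\eta}\eta+\zeta^2 .$$
Now expand $\frac12(2\alpha+\zeta)^2=2\alpha^2+2\alpha\zeta+\frac12\zeta^2$ and use three facts:

- $-2Q+2\alpha^2=-(4\alpha^2+4\alpha\beta+2\beta^2)\le-(3-\sqrt5)W\le-\frac34W$, since the matrix with rows $(4,2)$ and $(2,2)$ has smaller eigenvalue $3-\sqrt5$;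
- $2\alpha\zeta\le\frac14\alpha^2+4\zeta^2\le\frac14W+4\zeta^2$;
- $-2\rho\le-e^{-2b}$, by (6).

The result is
$$0\le-\tfrac12W+5e^{-2b}+\frac{(\partial_t-\Delta)\eta}\eta+\tfrac{11}2\zeta^2 .$$
Since $W=e^{-2b}Z$ and $Z>20$, $-\frac12W+5e^{-2b}=e^{-2b}(5-\frac12Z)\le-\frac14e^{-2b}Z\le-\frac Z{4R^2}$, the last because $a\le R$. Multiply by $\eta$ and use (12) and $\eta\zeta^2=\eta_s^2/\eta\le16/R^2$:
$$0\le-\frac Y{4R^2}+\frac{2\kappa}R+\frac{4+88}{R^2},\qquad\text{i.e.}\qquad Y\le8\kappa R+368=K .$$
This contradicts $Y=K+\delta$, so (13) holds.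

**Step 12: closing the estimate on itself.** The constant $K$ contains $\kappa$, but only linearly in $X$. At $x_0$ we have $\eta=1$, so
$$X^2\le8\kappa R+368\le16\sqrt{10}\,X+368 .$$
Hence $X\le8\sqrt{10}+\sqrt{640+368}\le58$, and $K\le16\sqrt{10}\cdot58+368\le3400$. With $\sqrt W\le2X/R$ at $x_0$,
$$\sqrt{W(x_0,t)}\le\frac{116}R,\qquad|H(x_0,t)|\le\frac{370}R.\tag{14}$$
On $|s|\le R/2$ we have $\eta\ge\frac9{16}$, so $Z\le\frac{16}9\cdot3400\le6400$ and $|a_s|\le80$. Put $r=R/400$. Moving a distance at most $r$ from $x_0$, $a\ge\frac R2-80r=0.3R$. So the nut is not reached, and by (B3) neither is $\partial M$. Thus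
$$a\ge\tfrac R4\ \text{ on }\{|s|\le r\},\qquad r\,|H(x_0,t)|\le0.925,\tag{15}$$
and this set contains neither the nut nor $\partial M$.

## 9. Barriers at $x_0$ and improvement of (B1)–(B4)

On $|s|\le r$, (11) and (15) give $s(s_t-H)\ge-|s||H(x_0,t)|\ge-0.925$, and
$$(\partial_t-\Delta)s^2=2s(s_t-H)-2\ge-3.85.\tag{16}$$

**Step 13: (B1) improves.** We show that $a(x_0,t)$ barely moves. Let $m=2/r^2=3.2\cdot10^5R^{-2}$, $\delta>0$ small, and
$$B=\log\tfrac{3R}4-\delta-ms^2-5mt .$$
On the compact set $\{|s|\le r,\ 0\le t\le t_2\}$ compare $b$ with $B$. At $t=0$, $b-B\ge\delta$ by (H2). On $|s|=r$, $B<\log\frac{3R}4-2<\log\frac R4\le b$, because $\frac34e^{-2}<\frac14$. If $b-B$ vanishes somewhere, take the first time this happens. It has $t>0$, $|s|<r$, and there $b_t\le B_t$, $b_s=B_s$, $b_{ss}\ge B_{ss}$. So $0\ge b_t-B_t=\Delta b-\rho-B_t\ge\Delta B-B_t-\rho$. But by (16), and $\rho\le e^{-2b}\le16/R^2$,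
$$\Delta B-B_t-\rho=m(\partial_t-\Delta)s^2+5m-\rho\ge1.15m-\frac{16}{R^2}>0,$$
a contradiction. Let $\delta\to0$ and set $s=0$: $b(x_0,t)\ge\log\frac{3R}4-5mt$, with $5m\bar t=7.2\cdot10^7R^{-6}<10^{-3}$. So $a(x_0,t)\ge0.74R$.

**Step 14: (B2) improves.** We do the same for $\psi$ from above. Let $m'=(1+\log\frac1\tau)/r^2$ and $B'=\frac1{20}+\delta+m's^2+5m't$. At $t=0$, $\psi<B'$ on $|s|\le r$ by (H2). On $|s|=r$, $\psi\le\log\frac1\tau<B'$. At a first zero of $B'-\psi$ we have $B'_t\le\psi_t=\Delta\psi+f\le\Delta B'+f$. But by (16)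
$$B'_t-\Delta B'=5m'+m'(\partial_t-\Delta)s^2\ge1.15m'\ge\frac{1.15\cdot1.6\cdot10^5}{R^2}>\frac{16}{R^2}\ge f,$$
a contradiction. Letting $\delta\to0$ and using $1+\log\frac1\tau\le R/100$,
$$\psi(x_0,t)\le\tfrac1{20}+5m'\bar t=\tfrac1{20}+3.6\cdot10^7\Big(1+\log\tfrac1\tau\Big)R^{-6}\le\tfrac1{20}+3.6\cdot10^5R^{-5}\le0.051 .$$

**Step 15: (B4) improves, and $I_1^2$ falls.** We feed (14) into (9). By (B1) and (B2), $F_1(x_0)=a^{-3}e^{\psi^2}\le8e^{0.01}R^{-3}\le8.1R^{-3}$. So $1.2F_1(x_0)|\beta(x_0)|\le1.2\cdot8.1\cdot116\,R^{-4}\le1200R^{-4}$. By (B4), $4I_1\le12R^{-2}$ and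
$$\frac1{10I_1}\ge\frac{R^2}{30}\ge1200R^{-4}+12R^{-2},$$
the last because $R\ge100$. So half of the negative term in (9) absorbs the rest:
$$I_1'\le-\frac1{10I_1},\qquad\text{i.e.}\qquad(I_1^2)'\le-\tfrac15.\tag{17}$$
In particular $I_1(t)\le I_1(0)\le2.91R^{-2}$.

**Step 16: (B3) improves.** We integrate (10). First, $y^3\le2e^{-3b}$ for $b\ge0$: for $0\le b\le\frac65$, $y^3e^{3b}=y^3e^{3.6-3y}$ is largest at $y=1$, with value $e^{0.6}<2$, and for $b>\frac65$ the left side is $0$. At $t=0$ we have $b\ge0$ and $2\psi_0^2\le0.005$ on $[x_0,1]$ by (H3). So (H4) gives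
$$I_2(0)\le5.8R^{-2}-0.288D(0)+0.005D(0) .$$
By (10), (14) and (B4), $I_2'\le232R^{-1}+18R^{-1}$, and $t\le45R^{-4}$. Since $I_2$ is continuous at $t=0$,
$$I_2(t)\le5.8R^{-2}-0.283D(0)+11250R^{-5} .$$
Since $I_2(t)\ge-0.288D(t)$ and $D(0)\ge\frac32R$,
$$D(t)\ge\frac{0.283}{0.288}\cdot\frac32R-\frac{5.8R^{-2}+11250R^{-5}}{0.288}\ge1.4R .$$

## 10. The contradiction at time $45R^{-4}$

On $[0,t_2]$ we now have $a(x_0,t)\ge0.74R$, $\psi(x_0,t)\le0.051$, $D\ge1.4R$ and $I_1\le2.91R^{-2}$, with constants independent of $t_2<t_1$. By continuity these hold at $t_1$ too, so (B1)–(B4) hold there strictly. If $t_1<\bar t$, they would hold a little beyond $t_1$, against its definition. So $t_1=\bar t$, and (17) holds on $(0,\bar t\,)$. As $I_1$ is continuous on $[0,\bar t\,]$ and $I_1(0)<3R^{-2}$,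
$$I_1(\bar t\,)^2\le I_1(0)^2-\tfrac15\cdot45R^{-4}<9R^{-4}-9R^{-4}=0,$$
which is impossible. Hence $T\le\bar t=45R^{-4}$, and Theorem 1 is proved. $\blacksquare$

## 11. Short lives, Taub-NUT cores, and open sets of data

**Corollary 3 (all boundary data, arbitrarily short life).** For every $L>0$, $0<\tau<1$ and $\epsilon>0$ there are initial data with boundary metric $h$ for which every solution has $T<\epsilon$. The proof of Theorem 1 also works verbatim for the round boundary $\tau=1$.

*Proof.* By Theorem 1, the data of Section 5 and scaling, $T\le45R^{-4}L^2$; take $R$ large. For $\tau=1$: the only place where $\tau<1$ could matter is Step 4. There the endpoint value $\varphi=\log\tau\le0$ suffices for the upper bound, and $\varphi<\log\tau\le0$ still gives $f>0$ for the lower one. (In this case $\varphi\equiv0$.) $\square$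

**Corollary 4 (Taub-NUT cores).** Let $g_n$ be the Taub-NUT metric filling $h$. For every compact $\mathcal K\subset M\setminus\partial M$ and every sufficiently large $R$ there are data equal to $g_n$ on $\mathcal K$ for which every solution ceases to exist by time $45R^{-4}L^2$.

*Proof.* Inside the ball of radius $R$ about $x_0$ the hypotheses are (H2)–(H4); elsewhere on the side of the nut, Theorem 1 asks only for $\tau\le c_0/a_0\le1$ and $a_0\le R$. For $g_n$, $c/a=2n/(r+n)$ decreases from $1$ at the nut to $\tau$ at $r_0$, and $a\le L$. So $g_n$ meets both requirements after scaling to $L=1$.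

Choose $\delta>0$ with $\mathcal K\subset\{x\le1-\delta\}$ and let $g_0=g_n$ there. On $[1-\delta,1]$ continue $(N,a,c)$ smoothly so that $a/L$ rises to $\frac9{10}R$, stays constant on a plateau of length $4RL$, and then falls to $1$ in length $\frac1{10}R^{-2}L$. Let $c/a$, which is still above $\tau$ at $x=1-\delta$, decrease smoothly to $\tau$ before the plateau and equal $\tau$ from then on. The lengths are available because $N$ may be chosen on $[1-\delta,1]$ with any large integral, keeping its germ at $1-\delta$.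

Take $x_0$ to be the midpoint of the plateau and scale to $L=1$. The ball of radius $R$ about $x_0$ lies in the plateau, where $Z_0=0$, $\psi_0=0$, $a_0=\frac9{10}R$. The distance to $\partial M$ is $2R+\frac1{10}R^{-2}$, and the integral in (H4) is estimated as in Section 5. So (H1)–(H4) hold. $\square$

**Corollary 5 (openness).** Among the biaxial metrics with boundary metric $h$ and $\tau\le c_0/a_0\le1$, every metric sufficiently $C^1$-close to one of the data of Section 5 also satisfies (H1)–(H4), so Theorem 1 applies to it. The failure is not confined to isolated data.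

*Proof.* Keep the same $x_0$. By Step 3 the functions $N^2,A,C$ are values of the metric on fixed vectors along a ray, so they are $C^1$-close, and arclengths are close. The bound $a_0\le R$ holds with room, since $a_0\le\frac9{10}R$ for the example. The set $|s_0|<R$ of the perturbed metric stays inside the region $3R\le s\le7R$ of the example, where $a_0$ and $\varphi_0$ are constant. So the perturbed $Z_0$ is small there, $a_0$ is near $\frac9{10}R$, and $\psi_0$ is near $0$. The distance to $\partial M$ is near $2R+\varepsilon>\frac32R$. The conditions $\psi_0\le\frac1{20}$ on $[x_0,1]$ and (H4) hold with room as well.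

There remains $a_0\ge1$ on $[x_0,1]$, which is an equality at $x=1$. For the example $\partial_sa_0<0$ at the end, hence $\partial_xa_0<0$ on some $[1-\eta_0,1]$, while $a_0$ is bounded below by a constant larger than $1$ on $[x_0,1-\eta_0]$. Both persist under a small $C^1$ change, and the boundary value $a_0(1)=1$ is prescribed. So $a_0\ge1$ on $[x_0,1]$. $\square$

These results do not classify the data for which long-time existence and convergence do hold.
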